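# Circle graph states and pure spinors: how far LOCC reaches

## 1. Circle graph states and the guess that they are universal

A large entangled state is shared by many parties, one qubit each. The parties act on their own qubits, measure, and tell each other the outcomes. At the end, $n$ of them should hold a prescribed $n$-qubit state. Can every target be reached, if we may choose the shared state freely from a fixed infinite family? Here the family is that of circle graph states, and the question is taken from Frederik Hahn, Rose McCarty, Hendrik Poulsen Nautrup, Nathan Claudet, "The Structure of Circle Graph States", arXiv:2603.08847 (2026).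

**Definition 1 (graph state).** For a finite simple graph $G$ with vertex set $V(G)$ and edge set $E(G)$,
$$|G\rangle=\prod_{\{u,v\}\in E(G)}CZ_{uv}\,|+\rangle^{\otimes V(G)} .$$

The one-vertex graph $K_1$ gives $|+\rangle$. The single edge $K_2$ gives $\frac1{\sqrt2}(|0\rangle|+\rangle+|1\rangle|-\rangle)$, which is maximally entangled. Conjugation by $CZ_{uv}$ sends $X_u$ to $X_uZ_v$. Conjugating $X_v|+\rangle^{\otimes V(G)}=|+\rangle^{\otimes V(G)}$ by all the gates therefore gives
$$\mathsf S_v|G\rangle=|G\rangle,\qquad \mathsf S_v=X_v\prod_{u\sim v}Z_u . \tag{1}$$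
Since $Z_v$ anticommutes with $\mathsf S_v$ and commutes with the other $\mathsf S_u$, the $2^{|V(G)|}$ vectors $Z^\kappa|G\rangle$, $\kappa\in\{0,1\}^{V(G)}$, have pairwise different sign patterns under the $\mathsf S_v$. They form an orthonormal basis, and up to scalars they are the only joint eigenvectors of all $\mathsf S_v$.

**Definition 2 (circle graph).** A circle graph is the intersection graph of finitely many chords of a circle: vertices are chords, and two are adjacent iff the chords cross.

We may assume that all endpoints are distinct: chords sharing an endpoint can be separated there by a small shift, in the order that makes them cross or in the order that does not. Reading the $2N$ endpoints around the circle gives a *double occurrence word* $w_1\dots w_{2N}$, in which every letter occurs twice, and $u\sim v$ iff the occurrences alternate, as in $u\,v\,u\,v$. For example, $1\,2\,1\,3\,2\,3$ gives the path $1-2-3$. Two facts will be used.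

* The cycle $C_k$, $k\ge4$, has the word $1\;k\;2\;1\;3\;2\;4\;3\cdots k\;(k-1)$. For $1<j<k$ the letters strictly between the two $j$'s are $j-1$ and $j+1$, once each. Between the two $1$'s are $k$ and $2$. Between the two $k$'s the letters $1$ and $k-1$ occur once, all others twice.
* Replacing one occurrence of $v$ by $x\,v\,x$ adds a vertex $x$ adjacent to $v$ only.

**Definition 3 (LOCC, universality).** LOCC means local operations and classical communication, each qubit of the resource being held by a separate party. A pure $n$-qubit state $\psi$ is *obtained by LOCC* from an $N$-qubit resource, $N\ge n$, if some deterministic protocol (success probability $1$) ends with the joint state of $n$ chosen distinct resource qubits, assigned injectively to the qubits of $\psi$, being exactly $\psi$, while the other $N-n$ qubits are measured or discarded. Following Van den Nest et al., a family is *universal* (CQ-universal) if every pure state on finitely many qubits can be obtained by LOCC from a state in the family, without concern for efficiency.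

The natural first guess is that circle graph states are universal. There is no bound on $N$, hence none on the number of measurement angles at our disposal, and a target has only $2^n$ amplitudes. Small cases support the guess.

For $n=1$, take $K_1$ and a local unitary. For $n=2$, take $K_2$. After local unitaries it is $\frac1{\sqrt2}(|00\rangle+|11\rangle)$, and up to local unitaries the target is $\sqrt{\lambda_0}|00\rangle+\sqrt{\lambda_1}|11\rangle$. The first party measures with the operators $\mathrm{diag}(\sqrt{\lambda_0},\sqrt{\lambda_1})$ and $\mathrm{diag}(\sqrt{\lambda_1},\sqrt{\lambda_0})$, whose squares add up to $\mathbb 1$. In the second case both parties apply $X$. So every target is reached; this is an instance of Nielsen's result (PRL 83, 436 (1999)).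

## 2. Three-qubit targets: two wires and three ZZ rotations

**Theorem C.** For $n\le3$ every $n$-qubit state is obtained deterministically and exactly from a circle graph state.

Only $n=3$ remains. Call the qubits $1,s,b$.

**Step 1: write the target as a short circuit.** The purpose is to use only single-qubit unitaries and rotations $e^{i\theta Z\otimes Z}$. In Schmidt form, $\psi=\sum_{k=0,1}\sqrt{\lambda_k}\,|u_k\rangle_1\otimes\Lambda|k\rangle$ with $\Lambda:\mathbb C^2_b\to\mathbb C^2_s\otimes\mathbb C^2_b$ an isometry. Write $\Lambda=\sum_{t}|t\rangle_s\otimes A_t$, so $A_0^\dagger A_0+A_1^\dagger A_1=\mathbb 1$. The two summands commute, so one unitary $W$ diagonalizes both: $A_t^\dagger A_t=W^\dagger D_t^2W$ with $D_0=\mathrm{diag}(\cos\theta_k)$, $D_1=\mathrm{diag}(\sin\theta_k)$, $\theta_k\in[0,\frac\pi2]$. By polar decomposition $A_t=U_tD_tW$ with $U_t$ unitary. Hence $\Lambda$ is the composition of three operations.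

* First, $W$ on $b$.
* Second, adjoining $s$: $|k\rangle_b\mapsto(\cos\theta_k|0\rangle+\sin\theta_k|1\rangle)_s|k\rangle_b$. With $\theta_k=\bar\theta+(-1)^k\Delta$ this is $e^{-i(\bar\theta+\Delta Z_b)Y_s}|0\rangle_s$, because $e^{-i\theta Y}|0\rangle=\cos\theta|0\rangle+\sin\theta|1\rangle$. Some single-qubit unitary $c$ satisfies $cYc^\dagger=Z$ and $cZc^\dagger=X$ (a cyclic permutation of the Bloch axes), so $c|0\rangle\propto|+\rangle$. Up to phase the operation is $e^{-i\bar\theta Y_s}c_s^\dagger\,e^{-i\Delta Z_sZ_b}|+\rangle_s$: a ZZ rotation on a fresh $|+\rangle_s$, followed by a unitary on $s$.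
* Third, $|0\rangle\langle0|_s\otimes U_0+|1\rangle\langle1|_s\otimes U_1$. Write $U_0^{-1}U_1=e^{i\mu}Te^{i\nu Z}T^\dagger$. Then the operation equals $\mathrm{diag}(1,e^{i\mu})_s\,(U_0T)_b\,\big(|0\rangle\langle0|\otimes\mathbb 1+|1\rangle\langle1|\otimes e^{i\nu Z}\big)\,T_b^\dagger$, and the bracket is $e^{i\nu(1-Z_s)Z_b/2}=e^{i\nu Z_b/2}e^{-i(\nu/2)Z_sZ_b}$.

Also $e^{i\theta Z_1Z_b}|{+}{+}\rangle=\cos\theta|{+}{+}\rangle+i\sin\theta|{-}{-}\rangle$, which for $\cos\theta=\sqrt{\lambda_0}$, $\sin\theta=\sqrt{\lambda_1}$ is locally unitarily equivalent to $\sum_k\sqrt{\lambda_k}|kk\rangle$. So $\psi$ arises from $|+\rangle_1|+\rangle_s|+\rangle_b$ by: a ZZ rotation on $(1,b)$; a unitary on $b$; a ZZ rotation on $(s,b)$; unitaries on $s$ and $b$; a ZZ rotation on $(s,b)$; final local unitaries.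

**Step 2: the resource graph.** Vertices: $p$; $b_0,\dots,b_8$; $s_0,\dots,s_4$; $g_1,g_2,g_3$. Edges: the paths $b_0b_1\cdots b_8$ and $s_0\cdots s_4$, with $g_1$ adjacent to $p,b_0$; $g_2$ adjacent to $s_0,b_4$; $g_3$ adjacent to $s_4,b_8$. This is the 12-cycle $g_2b_4b_5b_6b_7b_8g_3s_4s_3s_2s_1s_0$ with the path $b_3b_2b_1b_0g_1p$ attached at $b_4$. By the two facts of Section 1 (a cycle, then six pendant vertices added in succession) it is a circle graph.

**Step 3: the two measurement steps.** All $CZ$ gates commute with each other and with measurements on other qubits, so we may pretend that each is applied just before it is needed.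

*ZZ step.* For $g$ in $|+\rangle$ joined to $u,w$,
$$CZ_{gu}CZ_{gw}|+\rangle_g\varphi=\tfrac1{\sqrt2}\big(|0\rangle_g\varphi+|1\rangle_gZ_uZ_w\varphi\big).$$
Measure $g$ with the orthonormal bras $\cos\theta\langle0|+i\sin\theta\langle1|$ and $i\sin\theta\langle0|+\cos\theta\langle1|$. The results are $\frac1{\sqrt2}(Z_uZ_w)^me^{i\theta Z_uZ_w}\varphi$, with $m=0,1$.

*Wire step.* Let $u$ be joined to a fresh $|+\rangle_v$, and measure $u$ with the bras $\frac1{\sqrt2}(\langle0|+(-1)^me^{i\alpha}\langle1|)$. Since $CZ(\alpha_0|0\rangle+\alpha_1|1\rangle)|+\rangle=\alpha_0|0\rangle|+\rangle+\alpha_1|1\rangle|-\rangle$, qubit $v$ receives $\frac1{\sqrt2}(\alpha_0|+\rangle+(-1)^me^{i\alpha}\alpha_1|-\rangle)$. Up to a scalar this is $X^mHR_z(\alpha)$ applied to the old state, $R_z(\alpha)=e^{-i\alpha Z/2}$. Four steps with last angle $0$ give $HHR_z(a_3)HR_z(a_2)HR_z(a_1)=R_z(a_3)R_x(a_2)R_z(a_1)$, an arbitrary unitary up to phase.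

**Step 4: outcomes only produce Paulis.** The purpose is determinism. If the current byproduct on $u$ is $X^xZ^z$, use the angle $(-1)^x\alpha$ in a wire step: $HR_z((-1)^x\alpha)X^xZ^z=HX^xZ^zR_z(\alpha)=Z^xX^zHR_z(\alpha)$. In a ZZ step with byproduct exponents $x,x'$ of $X$ on its two qubits, use $(-1)^{x+x'}\theta$. So byproducts stay Pauli. The order is: $g_1$; then $b_0,\dots,b_3$; then $g_2$; then $b_4,\dots,b_7$ and $s_0,\dots,s_3$; then $g_3$. Finally the holders of $p,s_4,b_8$ undo the Paulis and apply the final local unitaries. Every branch yields exactly $\psi$. $\square$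

## 3. Three wires: a gadget graph that is not a circle graph

A sensible person now repeats this for $n=4$: more wires, more ZZ steps. The protocol goes through without change. What stops working is the graph.

**Lemma 1.** Let $u$ be a vertex of $G$ with pairwise nonadjacent neighbors $x_1,x_2,x_3$, such that for each $m$ the other two lie in the same component of $G-N[x_m]$, where $N[x]$ is $x$ with its neighbors. Then $G$ is not a circle graph.

*Proof.* Suppose chords represent $G$. The chords $x_1,x_2,x_3$ are disjoint and cross $u$; let $x_m$ be the middle one along $u$. It cuts the disc into two parts, and the other two lie in different parts, because $u$ crosses $x_m$ once and neither of them meets $x_m$. They are joined by a path in $G-N[x_m]$. No chord of this path meets $x_m$, and consecutive ones meet each other, so all lie in one part, a contradiction. $\square$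

Now take wires $a,b,c$ and ZZ steps on $(b,c),(a,b),(b,c),(a,b)$, with four wire steps between consecutive gates on a wire. The graph has paths $b_0\cdots b_{12}$, $c_0\cdots c_4$, $a_0\cdots a_4$, with $g_1$ joined to $b_0,c_0$; $g_2$ to $b_4,a_0$; $g_3$ to $b_8,c_4$; $g_4$ to $b_{12},a_4$. Apply Lemma 1 at $u=b_4$ with $b_3,b_5,g_2$.

* Without $N[g_2]=\{g_2,b_4,a_0\}$: $b_3b_2b_1b_0g_1c_0\cdots c_4g_3b_8b_7b_6b_5$ joins $b_3,b_5$.
* Without $N[b_3]=\{b_2,b_3,b_4\}$: $g_2a_0\cdots a_4g_4b_{12}\cdots b_5$ joins $g_2,b_5$.
* Without $N[b_5]=\{b_4,b_5,b_6\}$: $g_2a_0\cdots a_4g_4b_{12}\cdots b_8g_3c_4\cdots c_0g_1b_0\cdots b_3$ joins $g_2,b_3$.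

So this resource is not a circle graph. The failure of one design decides nothing, since a cleverer layout might exist. To refute the guess we need a property shared by circle graph states of all sizes, which survives arbitrary local measurements and depends only on $n$. Counting angles does not give one, because their number grows with $N$. What does give one is the word itself. Walk along the double occurrence word, and pair fermionic Majorana operators along consecutive letters. The circle graph state becomes a projection of a fermionic Gaussian state, measurements keep it so, and a Gaussian state on the output modes has only about $2n^2$ parameters.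

## 4. Product operators and the statement of the results

We use only one consequence of LOCC. Local ancillas, any number of rounds and discarding are allowed, and no entanglement is pre-shared. Refine every discarding into a complete measurement. Then, for a complete record $k$ of outcomes, an output party $i\in O$ has applied a $2\times2$ matrix to its qubit and every other party a bra. So the protocol is $\rho\mapsto\sum_kK_k\rho K_k^\dagger$ with
$$K_k=\bigotimes_{i\in O}A_i^k\otimes\bigotimes_{v\notin O}\langle\phi_v^k|,\qquad A_i^k\in M_2(\mathbb C),\qquad\sum_kK_k^\dagger K_k=\mathbb 1. \tag{2}$$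
A map of this form is called *separable*; the negative results hold for all separable maps. If the output is exactly the pure state $\psi$, then $K_k|G\rangle=c_k\psi$ for all $k$, and $\sum_k|c_k|^2=1$. We call $\psi$ *SLOCC-reachable* if $K|G\rangle=c\psi$ with $c\neq0$ for some circle graph $G$ and some product operator $K$ as in (2). "Cone" means closed under complex scalars.

**Theorem A.** For $n\ge5$ there is a proper Zariski-closed cone $W_n\subsetneq\mathbb C^{2^n}$, defined over $\mathbb Q$, with $\dim W_n\le2n^2-4n+1<2^n$, containing every SLOCC-reachable $n$-qubit state (for all circle graphs of all sizes). So Haar-almost every $n$-qubit state is unreachable even with small probability, and each $\psi\notin W_n$ cannot be approximated arbitrarily well. Explicitly, $\sum_xe^{\sqrt{p_x}}|x\rangle$ (normalized; $p_x$ distinct primes) is unreachable.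

**Theorem B.** The state
$$\psi_*=\tfrac1{\sqrt5}\big(|0000\rangle+|0111\rangle+|1011\rangle+|1101\rangle+|1110\rangle\big)$$
cannot be obtained by LOCC (nor by any separable map) from any circle graph state, not even approximately with arbitrarily small error.

**Theorem D.** $\psi$ is SLOCC-reachable iff $\psi\propto\Pi_O\Theta$ for a pure spinor (fermionic Gaussian state) $\Theta$, in the notation of Sections 5 and 6. Every 4-qubit state is SLOCC-reachable.

Each of A and B alone shows that the family of circle graph states is **not** universal. Together with Theorem C: all $n$-qubit states are deterministically reachable iff $n\le3$, and all are SLOCC-reachable iff $n\le4$. (For $n>4$, if $\psi_*\otimes|0\rangle^{\otimes(n-4)}$ were deterministically reachable, discarding qubits would give $\psi_*$.)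

## 5. Pure spinors

Let $\mathcal F_m$ be the Fock space of $m$ fermionic modes, of dimension $2^m$, with vacuum $|0\rangle$, and let $\mathcal V=\mathrm{span}_{\mathbb C}\{a_j,a_j^\dagger\}$, of dimension $2m$. Then $vw+wv=(v,w)\mathbb 1$ for $v,w\in\mathcal V$, with $(\cdot,\cdot)$ symmetric and nondegenerate. Put $|x\rangle=a_{i_1}^\dagger\cdots a_{i_k}^\dagger|0\rangle$, where $i_1<\dots<i_k$ are the positions of the ones of $x$.

**Definition 4 (pure spinor).** For $0\ne\Phi\in\mathcal F_m$ let $\mathrm{Ann}(\Phi)=\{v\in\mathcal V:v\Phi=0\}$. It is isotropic, since $0=(vw+wv)\Phi=(v,w)\Phi$, so its dimension is at most $m$. $\Phi$ is *pure* if $\dim\mathrm{Ann}(\Phi)=m$.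

In $\mathcal F_1$, $(ca+da^\dagger)(\alpha|0\rangle+\beta|1\rangle)=c\beta|0\rangle+d\alpha|1\rangle$, so the pure vectors are the nonzero multiples of $|0\rangle$ and of $|1\rangle$.

For antisymmetric $A$ put $q_A=\frac12\sum A_{ij}a_i^\dagger a_j^\dagger$. Recall that $\mathrm{Pf}(A)$, for $A$ of size $2r$, is the coefficient of $a_1^\dagger\cdots a_{2r}^\dagger$ in $q_A^r/r!$. It is $0$ for odd size, $1$ for size $0$, and $\mathrm{Pf}(BAB^T)=\det(B)\,\mathrm{Pf}(A)$. For size $4$ it is $A_{12}A_{34}-A_{13}A_{24}+A_{14}A_{23}$.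

**Lemma 2.**
(a) $e^{q_A}|0\rangle$ is pure, and $\langle x|e^{q_A}|0\rangle=\mathrm{Pf}(A_x)$, with $A_x$ the principal submatrix on the ones of $x$. If $\Phi$ is pure and $\langle0|\Phi\rangle\ne0$, then $\Phi=\langle0|\Phi\rangle e^{q_A}|0\rangle$ for some $A$.
(b) If $T$ is invertible with $T\mathcal VT^{-1}=\mathcal V$, then $T$ maps pure vectors to pure vectors. This holds for a nonzero scalar times a product of exponentials of quadratic elements. A limit of pure vectors is pure or $0$.
(c) Every nonzero even vector of $\mathcal F_2$ is pure. If $\Phi_1,\Phi_2$ are pure, so is $\Phi_1\otimes\Phi_2$.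
(d) Let $\Phi\in\mathcal F_{m_1}\otimes\mathcal F_{m_2}$ and $\Omega\in\mathcal F_{m_2}$ be pure. Then $\Xi=(1\otimes\langle\Omega|)\Phi$ is pure or $0$. With $\mathcal K=\{w\in\mathcal V_2:\langle\Omega|w=0\}$,
$$\mathrm{Ann}(\Xi)\supseteq\{v\in\mathcal V_1:\exists w\in\mathcal K,\ v+w\in\mathrm{Ann}(\Phi)\}, \tag{3}$$
and the right side has dimension $m_1$.

*Proof of (a).* From $[a_k^\dagger a_l^\dagger,a_i]=\delta_{li}a_k^\dagger-\delta_{ki}a_l^\dagger$ we get $[q_A,a_i]=-\sum_kA_{ik}a_k^\dagger$, which commutes with $q_A$. So $e^{q_A}a_ie^{-q_A}=a_i-\sum_kA_{ik}a_k^\dagger$. These $m$ independent vectors annihilate $e^{q_A}|0\rangle$, which is thus pure. The amplitude formula is the definition of the Pfaffian.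

Conversely let $L=\mathrm{Ann}(\Phi)$. If $0\neq v=\sum c_ia_i^\dagger\in L$, take $w=\sum\bar c_ia_i/|c|^2$, so $(v,w)=1$. As $v\Phi=0$ and $\langle0|v=0$, we get $\langle0|\Phi\rangle=\langle0|(wv+vw)\Phi\rangle=0$, a contradiction. So $L\cap\mathrm{span}(a^\dagger)=0$, and, having dimension $m$, $L$ has a basis $a_i-\sum_jA_{ij}a_j^\dagger$. Isotropy of the $i$-th and $k$-th vectors reads $A_{ki}+A_{ik}=0$. Now $a_ie^{-q_A}\Phi=e^{-q_A}(a_i-\sum_jA_{ij}a_j^\dagger)\Phi=0$ for all $i$, so $e^{-q_A}\Phi\propto|0\rangle$; the factor is $\langle0|\Phi\rangle$.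

*Proof of (b).* $\mathrm{Ann}(T\Phi)=T\,\mathrm{Ann}(\Phi)\,T^{-1}$. Since $[vw,u]=v(w,u)-(v,u)w\in\mathcal V$, exponentials of quadratic elements preserve $\mathcal V$. The condition $\dim\mathrm{Ann}\ge m$ says that the linear map $v\mapsto v\Phi$ has rank at most $m$, which is closed.

*Proof of (c).* If $\alpha\ne0$, $\alpha|00\rangle+\beta|11\rangle=\alpha e^{(\beta/\alpha)a_1^\dagger a_2^\dagger}|0\rangle$; and $|11\rangle$ is killed by $a_1^\dagger,a_2^\dagger$. For products, $v_1\in\mathcal V_1$ acts as $v_1\otimes1$ and $v_2\in\mathcal V_2$ as $(\text{parity})\otimes v_2$, so $\mathrm{Ann}(\Phi_1)\oplus\mathrm{Ann}(\Phi_2)$ annihilates $\Phi_1\otimes\Phi_2$.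

*Proof of (d).* Let $L=\mathrm{Ann}(\Phi)$. If $v+w\in L$ with $v\in\mathcal V_1$, $w\in\mathcal K$, apply $1\otimes\langle\Omega|$ to $(v\otimes1+\mathrm{par}\otimes w)\Phi=0$: the second term drops out and $v\Xi=0$. This is (3). For the dimension: $\mathcal K$ consists of the adjoints of $\mathrm{Ann}(\Omega)$, so it is isotropic of dimension $m_2$ and $(\mathcal V_1\oplus\mathcal K)^\perp=\mathcal K$. Since $L=L^\perp$ we have $L\cap(\mathcal V_1\oplus\mathcal K)=(L+\mathcal K)^\perp$, of dimension
$$2(m_1+m_2)-\big(m_1+2m_2-\dim(L\cap\mathcal K)\big)=m_1+\dim(L\cap\mathcal K).$$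
Its projection to $\mathcal V_1$ has kernel $L\cap\mathcal K$, hence dimension $m_1$. So if $\Xi\neq0$, it is pure. $\square$

As a use of (a): $|0000\rangle+|1111\rangle\in\mathcal F_4$ is not pure. It would have to be $e^{q_A}|0\rangle$ with all $A_{ij}=0$, but then the amplitude at $1111$ would vanish.

## 6. Tetrons: a qubit inside two modes

To each qubit $v$ attach two modes, with Majorana operators
$$\gamma_v^1=a_1+a_1^\dagger,\quad\gamma_v^2=-i(a_1-a_1^\dagger),\quad\gamma_v^3=a_2+a_2^\dagger,\quad\gamma_v^4=-i(a_2-a_2^\dagger).$$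
Distinct ones anticommute and each squares to $1$. This package is called a *tetron*. One computes $-i\gamma^1\gamma^2=1-2n_1$ and $-i\gamma^3\gamma^4=1-2n_2$, so the parity is $P_v=-\gamma^1\gamma^2\gamma^3\gamma^4$. The even space $\mathrm{span}\{|00\rangle,|11\rangle\}$ is identified with the qubit $\{|0\rangle,|1\rangle\}$. On it
$$-i\gamma^1\gamma^2=-i\gamma^3\gamma^4=Z,\qquad i\gamma^2\gamma^3=i\gamma^1\gamma^4=-X. \tag{4}$$
Indeed $(-i\gamma^1\gamma^2)(-i\gamma^3\gamma^4)=(i\gamma^2\gamma^3)(i\gamma^1\gamma^4)=P_v$, so the two members of each pair agree on the even space and are opposite on the odd space. And $\gamma^3|00\rangle=|01\rangle$, $\gamma^2|01\rangle=i|11\rangle$, so $i\gamma^2\gamma^3|00\rangle=-|11\rangle$.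

Even operators of different tetrons act as ordinary tensor factors on $\bigotimes_v\mathcal F_2$. For a set $O$ of tetrons and $s\subseteq O$, let $\Pi_s$ be the projection onto "odd on $s$, even on $O\setminus s$", and $\Pi_O:=\Pi_\emptyset$, with image $(\mathbb C^2)^{\otimes O}$. The pairs $a_{i1}^\dagger a_{i2}^\dagger$ commute with each other, so this identification with qubits does not depend on the order of the tetrons, and we may order them as convenient. The qubit basis vector $|x\rangle$ is the Fock vector with occupied set $S_x=\bigcup_{x_i=1}\{2i-1,2i\}$.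

*Example.* Two tetrons, $q=a_{11}^\dagger a_{21}^\dagger-a_{12}^\dagger a_{22}^\dagger$. Then $q^2/2=-a_{11}^\dagger a_{21}^\dagger a_{12}^\dagger a_{22}^\dagger=a_{11}^\dagger a_{12}^\dagger a_{21}^\dagger a_{22}^\dagger$. So $\Pi_Oe^q|0\rangle$ is the qubit vector $|00\rangle+|11\rangle$, although $|0000\rangle+|1111\rangle$ is not pure. The price is the part $q|0\rangle$ in the sector where both tetrons are odd, of squared norm $2$. This price returns in Section 11.

**Lemma 3.** For $B\in GL_2(\mathbb C)$ and $\delta^2=\det B$ there is an invertible operator $\hat B$ on a tetron, mapping pure vectors to pure vectors, which equals $B$ on the even space and $\delta\mathbb 1$ on the odd space.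

*Proof.* The quadratic elements $z=\frac12(-i\gamma^1\gamma^2-i\gamma^3\gamma^4)$ and $x=-\frac12(i\gamma^2\gamma^3+i\gamma^1\gamma^4)$ act as $Z,X$ on the even space and as $0$ on the odd space. Then $y=[z,x]/2i$ is quadratic and acts as $Y$, respectively $0$. Write $B/\delta\in SL_2$ as a product of exponentials of elements of $\mathfrak{sl}_2$, replace $X,Y,Z$ by $x,y,z$, and multiply by $\delta$. Apply Lemma 2(b). $\square$

## 7. Circle graph states as projections of pure spinors

Let $w_1\dots w_{2N}$ be a double occurrence word of the circle graph $G$. If $v$ occurs at positions $p<q$, put $\mathrm{in}_p=\gamma_v^1$, $\mathrm{out}_p=\gamma_v^2$, $\mathrm{in}_q=\gamma_v^3$, $\mathrm{out}_q=\gamma_v^4$, and let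
$$E_k=i\,\mathrm{out}_k\,\mathrm{in}_{k+1}\qquad(k\bmod 2N). \tag{5}$$
These use disjoint pairs of Majoranas, so they are $2N$ commuting Hermitian involutions on a space of dimension $2^{2N}$, and all nontrivial products of them are traceless. For any signs $\sigma_k$ the projection $\prod_k\frac12(1+\sigma_kE_k)$ has trace $1$. So there is a unit vector $\Gamma$, unique up to phase, with $E_k\Gamma=\sigma_k\Gamma$. Multiplying $i\,\mathrm{a}\,\mathrm{b}\,\Gamma=\sigma\Gamma$ by the Majorana $\mathrm a$ gives $(\sigma\mathrm a-i\mathrm b)\Gamma=0$. These are $2N$ independent annihilators, so $\Gamma$ is pure. Both $\prod_vP_v$ and $\prod_kE_k$ are, up to phase, the product of all Majoranas, so they agree up to sign. Flipping one $\sigma_k$ if necessary, $\prod_vP_v\Gamma=\Gamma$. Fix such a $\Gamma$.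

*Example.* The word $1\,2\,1\,2$ has $G=K_2$, and $E_1=i\gamma_1^2\gamma_2^1$, $E_2=i\gamma_2^2\gamma_1^3$, $E_3=i\gamma_1^4\gamma_2^3$. By (4), on the even space $\gamma^1\gamma^2=\gamma^3\gamma^4=iZ$ and $\gamma^2\gamma^3=iX$. Hence $E_1E_2=-\gamma_1^2\gamma_1^3\gamma_2^1\gamma_2^2=X_1Z_2$ and $E_2E_3=-\gamma_2^2\gamma_2^3\gamma_1^3\gamma_1^4=Z_1X_2$. These are the operators $\mathsf S_1,\mathsf S_2$ of (1).

**Lemma 4.** (i) For every $s\subseteq V(G)$ with $|s|$ even, $\|\Pi_s\Gamma\|^2=2^{1-N}$. (ii) $2^{(N-1)/2}\Pi_\emptyset\Gamma=e^{i\vartheta}\prod_vZ_v^{\kappa_v}|G\rangle$ for some $\kappa\in\{0,1\}^{V(G)}$.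

*Proof.* (i) Since $\Pi_s=\prod_v\frac12(1\pm P_v)$ with the minus sign for $v\in s$,
$$\|\Pi_s\Gamma\|^2=2^{-N}\sum_{S\subseteq V(G)}(-1)^{|S\cap s|}\Big\langle\Gamma\Big|\prod_{v\in S}P_v\Big|\Gamma\Big\rangle .$$
If $\emptyset\ne S\neq V(G)$, some cyclically consecutive $w_k,w_{k+1}$ have exactly one letter in $S$. A Majorana of tetron $v$ anticommutes with $P_v$ and commutes with the other $P_u$, so $E_k$ anticommutes with $\prod_SP_v$. As $E_k\Gamma=\pm\Gamma$, the term vanishes. The terms $S=\emptyset,V(G)$ give $2^{-N}(1+(-1)^{|s|})$.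

(ii) For $v$ at positions $p<q$ let $C_v=\prod_{k=p}^{q-1}E_k$, so $C_v\Gamma=\pm\Gamma$. Up to phase $C_v$ is the product of $\gamma_v^2\gamma_v^3$ and all $\mathrm{in}_r\mathrm{out}_r$, $p<r<q$. A letter $u\ne v$ contributes nothing if it does not occur inside, all four $\gamma_u$ if it occurs twice inside, and $\gamma_u^1\gamma_u^2$ or $\gamma_u^3\gamma_u^4$ if it occurs once inside, that is, iff $u\sim v$. So $C_v$ commutes with all $P_u$, and on $(\mathbb C^2)^{\otimes V(G)}$ it is a phase times $X_v\prod_{u\sim v}Z_u$, by (4). Being Hermitian, it is $\pm\mathsf S_v$. By (i) the vector $2^{(N-1)/2}\Pi_\emptyset\Gamma$ has norm $1$, and it is a joint eigenvector of all $\mathsf S_v$. By Section 1 it is $Z^\kappa|G\rangle$ up to phase. $\square$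

**Branch formula.** Let $K$ be a product operator as in (2). Replacing $K$ by $KZ^\kappa$ preserves (2), so we may replace $|G\rangle$ by $2^{(N-1)/2}\Pi_\emptyset\Gamma$ (the phase is irrelevant). Order the tetrons with those of $O$ first, in the order of the target. Let $\Omega=\bigotimes_{v\notin O}\phi_v$, pure by Lemma 2(c) and even on each tetron, so that $\langle\Omega|\Pi_\emptyset\Gamma=\Pi_O\langle\Omega|\Gamma$. Thus
$$K\,2^{(N-1)/2}\Pi_\emptyset\Gamma=2^{(N-1)/2}\Big(\bigotimes_{i\in O}A_i\Big)\Pi_O\Theta,\qquad\Theta=\langle\Omega|\Gamma\ \text{ pure or }0, \tag{6}$$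
by Lemma 2(d). However large $N$ is, $\Theta$ is a pure spinor on only $2n$ modes.

## 8. Dimension count for at least five qubits: Theorem A

Let $Y_n\subseteq\mathbb C^{2^n}$ be the image of
$$f:\mathbb C\times\mathrm{Alt}_{2n}(\mathbb C)\to\mathbb C^{2^n},\qquad(c,A)\mapsto\big(c\,\mathrm{Pf}(A_{S_x})\big)_{x\in\{0,1\}^n}, \tag{7}$$
and $W_n$ its Zariski closure. It is an irreducible cone, and it is defined over $\mathbb Q$ since $f$ has integer coefficients.

**Step 1: reachable states lie in $W_n$.** Let $c\psi=(\bigotimes A_i)\chi$, $c\ne0$, with $\chi$ a nonzero multiple of $\Pi_O\Theta\neq0$ as in (6); absorb the multiple into $\Theta$. We must make the vacuum amplitude nonzero and the $A_i$ invertible. The polynomial $(B_i)\mapsto\langle0\cdots0|\bigotimes B_i|\chi\rangle$ is not zero, because product bras span. So there are invertible $A_i^\varepsilon\to A_i$ with $\langle0\cdots0|\bigotimes A_i^\varepsilon|\chi\rangle\ne0$. By Lemma 3, $\bigotimes A_i^\varepsilon\chi=\Pi_O\Theta^\varepsilon$ with $\Theta^\varepsilon=\prod\hat A_i^\varepsilon\Theta$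 pure and of nonzero vacuum amplitude. By Lemma 2(a) its amplitude at $x$ is $c^\varepsilon\mathrm{Pf}(A_{S_x})$ for some antisymmetric matrix $A$ depending on $\varepsilon$. So $\bigotimes A_i^\varepsilon\chi\in Y_n$. Letting $\varepsilon\to0$, $\psi\in W_n$.

**Step 2: directions in which $f$ is constant.** The bare count of parameters, $1+n(2n-1)$, is $46$ for $n=5$, too many. But $SL_2^n$ acts on $\mathrm{Alt}_{2n}$ by $A\mapsto BAB^T$, $B=\bigoplus B_i$, and $\mathrm{Pf}(B_xA_{S_x}B_x^T)=\det(B_x)\mathrm{Pf}(A_{S_x})=\mathrm{Pf}(A_{S_x})$, where $B_x$ is the part of $B$ on $S_x$. So $f$ is invariant, and at $(c,A)$ the kernel of $df$ contains all $(0,XA+AX^T)$ with $X=\bigoplus X_i$, $X_i\in\mathfrak{sl}_2$. For $n\ge4$ the map $X\mapsto XA+AX^T$ is injective for some $A$. Take $2\times2$ blocks $Q_{1j}=\mathbb 1$ ($j\ge2$), $Q_{23}=\mathbb 1$, $Q_{24}=Z$, $Q_{34}=X$ (the Pauli matrices), and all other blocks $Q_{ij}$, $i\le j$, equal to $0$. The equation in block $(i,j)$ is $X_iQ_{ij}+Q_{ij}X_j^T=0$. Blocks $(1,j)$ give $X_j=-X_1^T=:D$ for all $j\ge2$.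 The others give $DQ+QD^T=0$ for $Q=\mathbb 1,Z,X$. So $D^T=-D$, and $D$ commutes with $Z$ and $X$. Hence $D$ is scalar and traceless, $D=0$, and all $X_i=0$. Injectivity is an open condition, so for generic $A$ the kernel of $df$ has dimension at least $3n$.

**Step 3: the count.** The dimension of the closure of the image is the generic rank of $df$. Hence
$$\dim W_n\le1+n(2n-1)-3n=2n^2-4n+1. \tag{8}$$
For $n=5$ this is $31<32$. From $n$ to $n+1$ the bound grows by $4n-2<2^n$ for $n\ge5$, while $2^n$ grows by $2^n$. So $\dim W_n<2^n$ for all $n\ge5$.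

**Step 4: consequences.** Some nonzero polynomial vanishes on $W_n$, so the unit vectors of $W_n$ form a compact set of measure $0$. Let $\psi\notin W_n$ be a unit vector. Every branch of every protocol outputs a vector of $W_n$, so the average fidelity with $\psi$ is at most $\max_{\varphi\in W_n,\|\varphi\|=1}|\langle\psi|\varphi\rangle|^2$. This is less than $1$, since otherwise a multiple of $\psi$ would lie in $W_n$. The bound does not depend on $N$.

**Step 5: an explicit state.** Since $W_n$ is defined over $\mathbb Q$ and proper, some nonzero polynomial with rational coefficients vanishes on it. The numbers $\sqrt{p_x}$, for distinct primes $p_x$, are linearly independent over $\mathbb Q$ (Besicovitch 1940). By the Lindemann–Weierstrass theorem the numbers $e^{\sqrt{p_x}}$ are then algebraically independent over $\mathbb Q$, so they are not a zero of that polynomial, and $\sum_xe^{\sqrt{p_x}}|x\rangle\notin W_n$. Theorem A is proved, and the guess of Section 1 is refuted. $\square$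

For $n=4$ the bound (8) is $17\ge16$ and says nothing. The next two sections show that no other equation helps either.

## 9. SLOCC-reachable states are the projected pure spinors

Let $\mathcal R_n=\{\Pi_O\Theta\ne0:\Theta\in\mathcal F_{2n}\text{ pure}\}\subset(\mathbb C^2)^{\otimes n}$. It is closed under nonzero scalars, under permutations of the qubits (reorder the tetrons), and under $GL_2^{\,n}$ (Lemma 3). Also $\mathcal R_n\otimes\mathcal R_{n'}\subseteq\mathcal R_{n+n'}$, by Lemma 2(c), because $\Pi_{O\cup O'}(\Theta\otimes\Theta')=\Pi_O\Theta\otimes\Pi_{O'}\Theta'$.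

**Step 1: SLOCC-reachable states lie in $\mathcal R_n$.** If all $A_i$ in (6) are invertible, Lemma 3 moves them inside: $(\bigotimes A_i)\Pi_O\Theta=\Pi_O\prod\hat A_i\Theta$. If some $A_i$ is singular, it has rank one, $A_i=|\alpha\rangle\langle\beta|$, and $\psi\propto\alpha\otimes\psi'$ (with $\alpha$ on qubit $i$), where $\psi'$ is reachable with $n-1$ outputs, qubit $i$ being measured with $\langle\beta|$. Induct on $n$, using $\mathcal R_1=\mathbb C^2\setminus0$ (Lemma 2(c)).

The converse needs every pure spinor to be produced from a word. We use the following states.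

**Definition 5 (pairing state).** Given a perfect matching of the Majoranas of a finite set of tetrons and signs $\eta=\pm1$, a *pairing state* is a nonzero vector annihilated by $\gamma_h+i\eta\gamma_{h'}$ for every matched pair. Equivalently $i\gamma_h\gamma_{h'}=-\eta$ on it, so as in Section 7 it exists and is unique up to scalar. The matching defines a 4-regular multigraph on the tetrons, one edge per matched pair.

The vector $\Gamma$ of Section 7 is a pairing state. Its multigraph is the closed walk $w_1w_2\cdots w_{2N}w_1$.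

**Step 2: connected pairing states project to circle graph states.** *If the multigraph is connected, $\Gamma$ is a pairing state, and $\Pi\Gamma\ne0$ ($\Pi$ = all tetrons even), then $\Pi\Gamma$ is, up to scalar and local unitaries, a circle graph state.* All degrees are $4$, so there is an Euler circuit. It visits every tetron twice and so gives a double occurrence word and, at each $v$, an order $\pi_v$ of the four Majoranas: first in, first out, second in, second out. Put $\tilde\gamma_v^r=\gamma_v^{\pi_v(r)}$ for $r\le3$ and $\tilde\gamma_v^4=\mathrm{sgn}(\pi_v)\gamma_v^{\pi_v(4)}$, so that $-\tilde\gamma_v^1\tilde\gamma_v^2\tilde\gamma_v^3\tilde\gamma_v^4=P_v$. The irreducible representation of the Clifford relations is unique, so there is a unitary $J$ with $J\tilde\gamma_v^rJ^{-1}=\gamma_v^r$ for all $v,r$. Then $J$ commutes with every $P_v$, hence with $\Pi$. The vector $J\Gamma$ satisfies $E_kJ\Gamma=\pm J\Gamma$ for the operators (5) of the word. Its total parity is definite, and it is $+1$ because $\Pi\Gamma\neq0$. So Lemma 4 applies and $J\Pi\Gamma=\Pi J\Gamma\propto Z^\kappa|G\rangle$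 with $G$ the interlace graph. It remains to see that $J$ is local on $\mathrm{im}\,\Pi=\bigotimes_v\mathbb C^2_v$. Conjugation by $J$ preserves, for each $v$, the algebra generated by the products $\gamma_v^r\gamma_v^{r'}$, which on $\mathrm{im}\,\Pi$ is the factor $M_2$ at $v$. On this factor it is a $*$-automorphism, hence conjugation by a unitary $u_v$. Then $(\bigotimes u_v)^{-1}J|_{\mathrm{im}\,\Pi}$ commutes with all operators, so it is a phase.

**Step 3: inserting a tetron rotates two Majoranas.** Let $\Gamma'$ be a pairing state with distinct pairs $\{p,p'\},\{r,r'\}$ and annihilators $\gamma_p+i\eta_1\gamma_{p'}$, $\gamma_r+i\eta_2\gamma_{r'}$. (Either member of a pair may be called $p'$: $-i\eta(\gamma_h+i\eta\gamma_{h'})=\gamma_{h'}-i\eta\gamma_h$.) Append a tetron $v$, last in the order, and let $\Gamma''$ be the pairing state in which these two pairs are replaced by the four annihilators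
$$\gamma_p-i\eta_1\gamma_{v1},\quad\gamma_{v2}+i\gamma_{p'},\quad\gamma_r-i\eta_2\gamma_{v3},\quad\gamma_{v4}+i\gamma_{r'}. \tag{9}$$
For $\theta\in\mathbb R$, $c=\cos\theta$, $s=\sin\theta$, put $u=c\gamma_{v2}+s\gamma_{v4}$ and $u'=-s\gamma_{v2}+c\gamma_{v4}$. Let $\langle\omega|$ be the bra on $v$ killed from the right by $\gamma_{v1}+iu$ and $\gamma_{v3}+iu'$. It exists and is unique up to scalar, since $\gamma_{v1},u,\gamma_{v3},u'$ are again four Majoranas. Multiplying by $u$, resp. $u'$, gives $\omega\gamma_{v1}u=-i\omega$ and $\omega\gamma_{v3}u'=-i\omega$. As $uu'=\gamma_{v2}\gamma_{v4}$, we have $P_v=-\gamma_{v1}u\gamma_{v3}u'$ and $\omega P_v=-(-i)^2\omega=\omega$. So $\omega$ is even, that is, a qubit bra. The claim is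
$$\langle\omega|\Gamma''\propto e^{-\frac\theta2\gamma_{p'}\gamma_{r'}}\Gamma',\qquad\langle\omega|\Gamma''\ne0. \tag{10}$$

We find annihilators of $\langle\omega|\Gamma''$ with (3). Unchanged pairs survive with $w=0$. The combination
$$(\gamma_p-i\eta_1\gamma_{v1})+\eta_1c(\gamma_{v2}+i\gamma_{p'})+\eta_1s(\gamma_{v4}+i\gamma_{r'})$$
has $v$-part $-i\eta_1\gamma_{v1}+\eta_1u=-i\eta_1(\gamma_{v1}+iu)$, so its other part $\gamma_p+i\eta_1(c\gamma_{p'}+s\gamma_{r'})$ annihilates. Likewise
$$(\gamma_r-i\eta_2\gamma_{v3})-\eta_2s(\gamma_{v2}+i\gamma_{p'})+\eta_2c(\gamma_{v4}+i\gamma_{r'})$$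
has $v$-part $-i\eta_2(\gamma_{v3}+iu')$, and $\gamma_r+i\eta_2(-s\gamma_{p'}+c\gamma_{r'})$ annihilates. Now let $T=e^{-\frac\theta2\gamma_{p'}\gamma_{r'}}$. From $[\gamma_{p'}\gamma_{r'},\gamma_{p'}]=-2\gamma_{r'}$ and $[\gamma_{p'}\gamma_{r'},\gamma_{r'}]=2\gamma_{p'}$ we get $T\gamma_{p'}T^{-1}=c\gamma_{p'}+s\gamma_{r'}$, $T\gamma_{r'}T^{-1}=-s\gamma_{p'}+c\gamma_{r'}$, and $T$ commutes with the other Majoranas. So the vectors found span $\mathrm{Ann}(T\Gamma')$. By uniqueness of pairing states, applied to $T^{-1}\langle\omega|\Gamma''$, the proportionality in (10) holds.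

For nonvanishing: each Majorana of $v$ is paired in $\Gamma''$ with one outside $v$. A product over a nonempty set $S$ of Majoranas of $v$ anticommutes with $i\gamma_h\gamma_{h'}$ for $h\in S$, with sign $(-1)^{|S|-1}(-1)^{|S|}=-1$. So its expectation in $\Gamma''$ is $0$. Expanding $|\omega\rangle\langle\omega|$ in products of Majoranas of $v$, only the multiple $\frac14\|\omega\|^2$ of the identity contributes, and $\|\langle\omega|\Gamma''\|^2=\frac14\|\omega\|^2\|\Gamma''\|^2>0$.

**Step 4: every pure spinor is a rotated pairing state.** Let $\Theta\in\mathcal F_{2n}$ be pure with $\Pi_O\Theta\neq0$, and $L=\mathrm{Ann}(\Theta)$. Number the Majoranas $\gamma_1,\dots,\gamma_{4n}$ along the output tetrons and take them as an orthonormal basis of a real form of $\mathcal V$. Choose a basis $w_j=e_j+if_j$, $1\le j\le2n$, of $L$, with $e_j,f_j$ real, orthogonal for the Hermitian form and of squared length $2$. Isotropy gives $e_j\cdot e_k=f_j\cdot f_k$ and $e_j\cdot f_k=-f_j\cdot e_k$. Hermitian orthogonality gives $e_j\cdot e_k+f_j\cdot f_k=2\delta_{jk}$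 and $f_j\cdot e_k=e_j\cdot f_k$. So the $e_j,f_j$ are jointly orthonormal. Hence $L=\mathsf O(L_0)$ with $\mathsf O\in SO(4n)$ and $L_0=\mathrm{span}\{\gamma_j+i\eta_j\gamma_{j+2n}\}$: map $\gamma_j\mapsto e_j$, $\gamma_{j+2n}\mapsto\eta_jf_j$, with $\eta_j=1$ for $j\ge2$ and $\eta_1$ chosen so that the determinant is $1$. Since $\mathsf O$ is a finite product of rotations in planes $(i,i+1)$,
$$\Theta\propto T_M\cdots T_1\Gamma_0,\qquad T_m=e^{t_m\gamma_{i_m}\gamma_{i_m+1}},\quad t_m\in\mathbb R, \tag{11}$$
with $\Gamma_0$ the pairing state annihilated by $L_0$. Append factors with $t=0$ for every $i=1,\dots,4n-1$; they will make the graph connected.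

**Step 5: build the circle graph.** Starting from $\Gamma_0$, perform the insertion of Step 3 for $m=1,2,\dots,M$ with $p'=i_m$, $r'=i_m+1$, $\theta=-2t_m$, obtaining pairing states $\Gamma_1,\dots,\Gamma_M$ and bras $\omega_1,\dots,\omega_M$. The pairs are distinct as required: $i$ and $i+1$ are not paired initially because $2n\ge2$, and outputs only acquire inserted partners. By (10), $\langle\omega_m|\Gamma_m$ is a nonzero multiple of $T_m\Gamma_{m-1}$. The $T_m$ are even and act on outputs only, so they commute with contractions of inserted tetrons. Inductively, contracting $\Gamma_M$ with all $\omega_m$ gives a nonzero multiple of $T_M\cdots T_1\Gamma_0\propto\Theta$.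

In the multigraph an insertion replaces the edges $pp'$ and $rr'$ by paths $p\,v\,p'$ and $r\,v\,r'$. So whatever was connected stays connected, $v$ is connected to the tetrons of the outputs $i_m,i_m+1$, and those become connected with each other. After the appended insertions the final multigraph is connected. Since the $\omega_m$ are even, contracting $\Pi\Gamma_M$ gives a nonzero multiple of $\Pi_O\Theta\ne0$, so $\Pi\Gamma_M\neq0$. By Step 2, $\Pi_O\Theta\propto(\bigotimes_iU_i\otimes\bigotimes_v\langle\phi_v|)|G\rangle$ for a circle graph $G$ and qubit unitaries $U_i$. This proves the first sentence of Theorem D. $\square$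

## 10. Every four-qubit state with positive probability

We show $\mathcal R_4=(\mathbb C^2)^{\otimes4}\setminus0$. With Section 9 this completes Theorem D. By Theorem C and Step 1 of Section 9, $\mathcal R_n$ contains all nonzero vectors for $n\le3$. Hence $\mathcal R_4$ contains all states that are product across some bipartition. Let $\psi$ be product across no bipartition.

**Step 1: conditional entanglement.** We need that projecting two qubits generically leaves the other two entangled. Let $\{i,j,k,l\}=\{1,2,3,4\}$. Contracting qubits $k,l$ with bras $b_k,b_l$ gives a $2\times2$ matrix $M(b_k,b_l)\not\equiv0$ whose entries are bihomogeneous of bidegree $(1,1)$. Suppose $\det M\equiv0$. Then $M$ has rank 1 over the fraction field of a polynomial ring, which is a UFD. Let $g$ be the primitive part of a nonzero row. All rows are multiples of $g$, with polynomial coefficients because $g$ is primitive, so $M=fg^T$ with polynomial vectors. Factors of bihomogeneous polynomials are bihomogeneous, so $f$ has a bidegree $(\alpha,\beta)\in\{0,1\}^2$ and $g$ has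 $(1-\alpha,1-\beta)$. In the cases $(0,0),(1,1),(1,0),(0,1)$ the state $\psi$ is product across $i|jkl$, $j|ikl$, $ik|jl$, $il|jk$ respectively, a contradiction.

**Step 2: normal form.** For generic $g\in SL_2^4$, $g\psi$ has nonzero $|0000\rangle$ amplitude, and for $j=2,3,4$ projecting the two qubits other than $1,j$ on $\langle00|$ leaves an entangled state. Scale so that the amplitude at $0000$ is $1$. Then apply on each qubit $|0\rangle\mapsto|0\rangle+\tau_i|1\rangle$, $|1\rangle\mapsto|1\rangle$ with $\tau_i=-\psi_{e_i}$, where $e_i$ has its only one at $i$. These maps satisfy $\langle0|T=\langle0|$, so the amplitude at $e_i$ becomes $\psi_{e_i}+\tau_i=0$. They have determinant $1$, so the determinants of the projected states do not change. Writing amplitudes by supports, we reach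
$$\psi_\emptyset=1,\qquad\psi_i=0,\qquad\psi_{12}\psi_{13}\psi_{14}\neq0. \tag{12}$$
All operations preserve membership in $\mathcal R_4$.

**Step 3: the equations for $A$.** We seek $A$ with zero diagonal blocks and blocks $Q_{ij}$ ($i<j$) such that $\mathrm{Pf}(A_{S_x})=\psi_x$ for all $x$. Then $\psi=\Pi_Oe^{q_A}|0\rangle$. Let $\eta_i=(a_{i1}^\dagger,a_{i2}^\dagger)^T$, $d_i=a_{i1}^\dagger a_{i2}^\dagger$, $F_{ij}=\eta_i^TQ_{ij}\eta_j$, so $q_A=\sum_{i<j}F_{ij}$, and
$$J=\begin{pmatrix}0&1\\-1&0\end{pmatrix},\qquad M_{ij}=Q_{ij}J,\qquad\mathrm{adj}(M)=JM^TJ^T,\qquad\mathrm{adj}(M_{ij})=Q_{ij}^TJ^T .$$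
The rules are $\eta_{ia}\eta_{ib}=J_{ab}d_i$ and, moving one $\eta_j$ past one $\eta_k$,
$$(\eta_j^TS\eta_k)(\eta_j^TS'\eta_k)=-\mathrm{tr}(S^TJS'J^T)\,d_jd_k. \tag{13}$$
The $F_{ij}$ commute, so $e^{q_A}=\prod e^{F_{ij}}$, and an even amplitude is a sum over multigraphs in which every occupied vertex has degree $2$.

*Weight 2.* $\frac12F_{ij}^2=-\det(Q_{ij})d_id_j$, because $Q^TJQ=\det(Q)J$. The amplitude is $-\det M_{ij}$.

*Weight 3* ($i<j<k$), only the triangle: $F_{ij}F_{jk}=(\eta_i^TQ_{ij}JQ_{jk}\eta_k)d_j$, and (13) with $F_{ik}$ gives $-\mathrm{tr}(M_{ij}M_{jk}\,\mathrm{adj}M_{ik})$.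

*Weight 4:* the three pairs of double edges give $\sum\det M_{ij}\det M_{kl}$, and the three 4-cycles are added.

Choose $M_{1j}=s_j\mathbb 1$ with $s_j^2=-\psi_{1j}\ne0$, that is, $Q_{1j}=s_jJ^T$; this settles the weight-2 amplitudes at $1j$. Put $A'=M_{23}$, $B=M_{34}$, $C=\mathrm{adj}(M_{24})$. The weight-3 amplitudes are
$$-s_2s_3\mathrm{tr}A',\qquad-s_3s_4\mathrm{tr}B,\qquad-s_2s_4\mathrm{tr}C,\qquad-\mathrm{tr}(A'BC)$$
on the supports $123,134,124,234$.

For the 4-cycles, contract vertex 1 first: $F_{1j}F_{1k}=-(\eta_j^TQ_{1j}^TJQ_{1k}\eta_k)d_1=-s_js_k(\eta_j^TJ\eta_k)d_1$. By (13) with $S=J$, if the opposite vertex contributes $\eta_j^TS'\eta_k$, the cycle has amplitude $s_js_k\mathrm{tr}(S'J^T)$.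

* Opposite vertex $3$, $(j,k)=(2,4)$: $S'=Q_{23}JQ_{34}=A'BJ^T$, and $J^TJ^T=-\mathbb 1$, so the amplitude is $-s_2s_4\mathrm{tr}(A'B)$.
* Opposite vertex $4$, $(j,k)=(2,3)$: $S'=-Q_{24}JQ_{34}^T$, giving $-s_2s_3\mathrm{tr}(\mathrm{adj}(C)\,\mathrm{adj}(B))=-s_2s_3\mathrm{tr}(BC)$.
* Opposite vertex $2$, $(j,k)=(3,4)$: $S'=-Q_{23}^TJQ_{24}$. With $Q_{23}^TJ=-\mathrm{adj}A'$ and $Q_{24}J^T=-\mathrm{adj}\,C$ this gives $-s_3s_4\mathrm{tr}(\mathrm{adj}(A')\,\mathrm{adj}(C))=-s_3s_4\mathrm{tr}(CA')$.

So, once the weight-2 conditions hold, the weight-4 amplitude is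
$$\psi_{12}\psi_{34}+\psi_{13}\psi_{24}+\psi_{14}\psi_{23}-s_2s_4\mathrm{tr}(A'B)-s_2s_3\mathrm{tr}(BC)-s_3s_4\mathrm{tr}(CA'). \tag{14}$$
All conditions that remain prescribe $\det$ and $\mathrm{tr}$ of $A',B,C$, the number $\mathrm{tr}(A'BC)$, and the value of (14). They are solved by the next lemma.

**Lemma 5.** Given complex numbers prescribing $\det$ and $\mathrm{tr}$ of $A',B,C\in M_2(\mathbb C)$ and $\mathrm{tr}(A'BC)$, given $w_1,w_2,w_3\in\mathbb C\setminus0$ and $f\in\mathbb C$, there are such matrices with $w_1\mathrm{tr}(A'B)+w_2\mathrm{tr}(BC)+w_3\mathrm{tr}(CA')=f$.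

*Proof.* Write $A'=\frac\alpha2+a\cdot\sigma$, $B=\frac\beta2+b\cdot\sigma$, $C=\frac\gamma2+c\cdot\sigma$ with $a,b,c\in\mathbb C^3$. Then $\det A'=\frac{\alpha^2}4-a\cdot a$ and so on, so $a\cdot a$, $b\cdot b$, $c\cdot c$ are prescribed. With $X=a\cdot b$, $Y=b\cdot c$, $Z=c\cdot a$ we have $\mathrm{tr}(A'B)=\frac{\alpha\beta}2+2X$ etc., and
$$\mathrm{tr}(A'BC)=\tfrac{\alpha\beta\gamma}4+\alpha Y+\beta Z+\gamma X+2i\det(a,b,c).$$
So we need a linear condition $w_1X+w_2Y+w_3Z=f'$ and $2i\det(a,b,c)=\ell(X,Y,Z)$ for a given affine function $\ell$.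

Let $g(X,Y,Z)$ be the determinant of the Gram matrix of $a,b,c$; its cubic part is $2XYZ$. On the plane $w_1X+w_2Y+w_3Z=f'$ the polynomial $-4g-\ell^2$ has cubic part $-8XYZ$ restricted to $w_1X+w_2Y+w_3Z=0$. Since all $w_i\ne0$, none of $X,Y,Z$ vanishes identically there, so the restriction is nonzero. Hence $-4g-\ell^2$ is nonconstant on the plane and has a zero. At such a zero, write the complex symmetric Gram matrix as $R^TR$, which is possible for every complex symmetric matrix, and let $a,b,c$ be the columns of $R$. Then $(2i\det R)^2=-4g=\ell^2$. Replacing $R$ by $-R$ if necessary, which keeps the Gram matrix and changes the sign of the $3\times3$ determinant, $2i\det R=\ell$. $\square$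

Hence $\psi\in\mathcal R_4$, and every 4-qubit state is SLOCC-reachable. $\square$

## 11. Odd weight: an inequality for deterministic protocols

At $n=4$, then, no single branch is impossible, and an obstruction must use the completeness relation in (2). In the example of Section 6 the Bell vector had to be paid for by weight in the odd-odd sector. Lemma 4(i) says that the resource $\Gamma$ carries equal weight in all even-size sectors. Averaged over branches, local operations cannot increase the odd weight beyond this.

Let $|O|=n\ge2$, let $\{K_k\}$ satisfy (2), with $|G\rangle$ replaced as in (6), and let $\Theta_k$ be the spinor of branch $k$. For $A\in M_2$ let $\hat A$ be $A$ on the even space and $\delta\mathbb 1$ on the odd space, $\delta^2=\det A$. If $A$ is singular, this is a limit of operators as in Lemma 3. So $\Phi_k=\prod_{i\in O}\hat A_i^k\,\Theta_k$ is pure or $0$. If $c_k\varphi_k$, $\|\varphi_k\|=1$, is the output of branch $k$, then (6) gives $\Pi_O\Phi_k=2^{-(N-1)/2}c_k\varphi_k$.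

**Lemma 6 (sector inequality).** For every pair $\{i,j\}\subseteq O$,
$$\sum_k\|\Pi_{ij}\Phi_k\|^2\le2^{1-N}=\sum_k\|\Pi_O\Phi_k\|^2. \tag{15}$$

*Proof.* The equality holds because $\sum_k|c_k|^2=1$. For the inequality let $s=\{i,j\}$ and $E=A^\dagger A$. On the odd space $\hat A^\dagger\hat A=|\delta|^2\mathbb 1=\sqrt{\det E}\,\mathbb 1$. Since $\Omega_k$ is even, $\Pi_s\Phi_k=\prod\hat A^k_l\,\langle\Omega_k|\Pi_s\Gamma$, where on the right $\Pi_s$ is even on all tetrons outside $s$. Hence
$$\sum_k\|\Pi_s\Phi_k\|^2=\Big\langle\Pi_s\Gamma\Big|\sum_k\sqrt{\det E_i^k}\sqrt{\det E_j^k}\;\mathbb 1_i\otimes\mathbb 1_j\otimes\bigotimes_{l\in O\setminus s}E_l^k\otimes\bigotimes_{v\notin O}|\phi_v^k\rangle\langle\phi_v^k|\Big|\Pi_s\Gamma\Big\rangle .$$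
By AM–GM on eigenvalues $\sqrt{\det E}\le\frac12\mathrm{tr}E$, and the remaining factors are positive. So the operator is at most
$$\sum_k\tfrac{\mathrm{tr}E_i^k}2\,\tfrac{\mathrm{tr}E_j^k}2\;\mathbb 1_i\otimes\mathbb 1_j\otimes\bigotimes_{l\in O\setminus s}E_l^k\otimes\bigotimes_{v\notin O}|\phi_v^k\rangle\langle\phi_v^k| .$$
This is $\mathbb 1$: it is the image of $\sum_kK_k^\dagger K_k=\mathbb 1$ under $X\mapsto\frac12\mathrm{tr}(X)\mathbb 1$ on qubits $i$ and $j$. So the sum is at most $\|\Pi_s\Gamma\|^2=2^{1-N}$ by Lemma 4(i). $\square$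

*Test for $n=2$.* A lift $e^q|0\rangle$ with $q=\eta_1^TQ\eta_2$ has even part $|00\rangle-\det(Q)|11\rangle$ of squared norm $1+|\det Q|^2$ and odd-odd part of squared norm $\|Q\|^2\ge2|\det Q|$ (Frobenius norm), with equality possible. Since $2|d|\le1+|d|^2$, (15) forbids none of these, as it must. For Bell states $|d|=1$ it is tight.

## 12. The lifts of $\psi_*$ are too heavy: Theorem B

The target $\psi_*$ has no weight-1 and no weight-2 amplitudes. This forces every block of a lift to have rank one, and makes all its sectors computable.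

**Lemma 7.** If $\Phi\in\mathcal F_8$ is pure and $\Pi_O\Phi=c\,\psi_*$, $c\ne0$, then $\sum_{i<j}\|\Pi_{ij}\Phi\|^2\ge\frac{36}5|c|^2$.

Given this, suppose that all branches output $\psi_*$. Summing (15) over the six pairs, and applying Lemma 7 to each branch with $c_k\neq0$, gives $\frac{36}5\cdot2^{1-N}\le6\cdot2^{1-N}$, a contradiction. So exact preparation of $\psi_*$ is impossible for all separable maps.

*Proof of Lemma 7.* Normalize $\langle0|\Phi\rangle=1$, so $\|\Pi_O\Phi\|^2=5$, and we must show that the sum is at least $36$.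

**Step 1: the shape of the lift.** By Lemma 2(a), $\Phi=e^q|0\rangle$. The diagonal entries $A_{i1,i2}$ are the amplitudes at $e_i$ and vanish, so $q=\sum_{i<j}\eta_i^TQ_{ij}\eta_j$. The weight-2 amplitudes are $-\det Q_{ij}=0$, so $Q_{ij}=x_{ij}x_{ji}^T$ with $x_{ij},x_{ji}\in\mathbb C^2$. With $\xi_{ij}=x_{ij}\cdot\eta_i$ and $[x,y]=x_1y_2-x_2y_1$,
$$q=\sum_{i<j}\xi_{ij}\xi_{ji},\qquad\xi_{ij}\xi_{ik}=[x_{ij},x_{ik}]\,a_{i1}^\dagger a_{i2}^\dagger,\qquad\xi_{ij}^2=0. \tag{16}$$
Since $(\xi_{ij}\xi_{ji})^2=0$, $e^q=\prod_{i<j}(1+\xi_{ij}\xi_{ji})$ is a sum over sets of edges of $K_4$. Three $\xi$'s at one vertex multiply to $0$, so degrees are at most $2$. A tetron of degree $0,1,2$ is empty, odd, full, respectively.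

**Step 2: the product of all brackets is $1$.** For $\{i,j,k,l\}=\{1,2,3,4\}$ let $h_{(i,l)}=|[x_{ij},x_{ik}]|$; there are twelve such numbers. The amplitude with the three tetrons other than $l$ full and $l$ empty comes only from the triangle. Its modulus is $\prod_{i\ne l}h_{(i,l)}$, and it equals $1$. Hence $\prod h=1$ over all twelve. In particular all $h$ and all $x_{ij}$ are nonzero.

**Step 3: the sector in which $i,j$ are odd and $k,l$ even.** It has four orthogonal parts, according to which of $k,l$ are full; $i,j$ have degree $1$.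

* $k,l$ empty: only the edge $ij$. Squared norm $|x_{ij}|^2|x_{ji}|^2$.
* $k$ full, $l$ empty: only the edges $ik,jk$. Squared norm $|x_{ik}|^2|x_{jk}|^2h_{(k,l)}^2$. Similarly with $k,l$ exchanged; this is the third part.
* $k,l$ full: the degrees $1,1,2,2$ force the edge $kl$, since otherwise $k$ and $l$ would both be joined to $i$ and $j$, giving them degree $2$. So only the paths $i\,k\,l\,j$ and $i\,l\,k\,j$ occur. The coefficient matrix in $\eta_i,\eta_j$ is $M=\beta x_{ik}x_{jl}^T+\beta'x_{il}x_{jk}^T$ with $|\beta|=h_{(k,j)}h_{(l,i)}$ and $|\beta'|=h_{(l,j)}h_{(k,i)}$. Its determinant has modulus $|\beta\beta'|\,|[x_{ik},x_{il}]|\,|[x_{jl},x_{jk}]|=|\beta\beta'|h_{(i,j)}h_{(j,i)}$. Since the sum of the squares of the singular values is at least twice their product, the squared norm is at least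
$$2|\det M|=2h_{(k,j)}h_{(l,i)}h_{(l,j)}h_{(k,i)}h_{(i,j)}h_{(j,i)} .$$

**Step 4: sum over the six pairs with AM–GM.** Let $\mathcal X=\prod_{i\neq j}|x_{ij}|$, a product of 12 factors.

* Parts with $k,l$ empty: 6 terms with product $\mathcal X^2$, so the sum is at least $6(\mathcal X^2)^{1/6}=6\mathcal X^{1/3}$.
* Parts with one of $k,l$ full: 12 terms, indexed by ordered pairs $(k,l)$. The vector $x_{ik}$ occurs for the two choices of $l\ne i,k$, each time squared. So the product is $\mathcal X^4(\prod h)^2=\mathcal X^4$, and the sum is at least $12\mathcal X^{1/3}$.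
* Parts with $k,l$ full: $h_{(v,m)}$ occurs for the pair $\{v,m\}$ and for the two pairs containing $m$ but not $v$, three times in all. So the sum is at least $6\cdot2\,(\prod h)^{3/6}=12$.

**Step 5: a lower bound on $\mathcal X$.** Three vectors in $\mathbb C^2$ cannot be pairwise orthogonal, so brackets of product $1$ force long vectors. For unit vectors $u_1,u_2,u_3\in\mathbb C^2$ put $S=\sum u_iu_i^\dagger$. Then
$$3+2\sum_{i<j}|\langle u_i,u_j\rangle|^2=\mathrm{tr}S^2\ge\tfrac12(\mathrm{tr}S)^2=\tfrac92 .$$
As $|[u_i,u_j]|^2=1-|\langle u_i,u_j\rangle|^2$, we get $\sum_{i<j}|[u_i,u_j]|^2\le\frac94$, and by AM–GM $\prod_{i<j}|[u_i,u_j]|\le(\frac34)^{3/2}$. Apply this at each of the four vertices to the normalized $x_{ij}$; each $x_{ij}$ occurs in two brackets. So $1=\prod h\le(\frac34)^6\mathcal X^2$, that is, $\mathcal X\ge(\frac43)^3$ and $\mathcal X^{1/3}\ge\frac43$.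

The total is at least $6\cdot\frac43+12\cdot\frac43+12=8+16+12=36$. $\square$

## 13. No approximation of $\psi_*$

It remains to exclude protocols with arbitrarily small error. Different branches may now output different states, so we need Lemma 7 to be stable near $\psi_*$.

**Step 1: the cost function.** For a unit vector $\varphi$ let $m(\varphi)=\inf\sum_{i<j}\|\Pi_{ij}\Phi\|^2$ over pure $\Phi$ with $\Pi_O\Phi=\varphi$, and $m(\varphi)=+\infty$ if there are none. It does not depend on the phase of $\varphi$. Rescaling $\Phi_k$ and summing (15) over the six pairs, we get for every protocol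
$$\sum_k|c_k|^2m(\varphi_k)\le6. \tag{17}$$

**Step 2: $m$ is lower semicontinuous at $\psi_*$.** Let $\varphi_r\to\psi_*$ with $m(\varphi_r)$ bounded, and choose lifts $\Phi_r$ with two-odd weight at most $m(\varphi_r)+\frac1r$. Then $t_r=\langle0|\Phi_r\rangle\to\frac1{\sqrt5}$, so for large $r$ we may write $\Phi_r=t_re^{q_{A_r}}|0\rangle$. Each entry of $A_r$ is, after division by $t_r$, an amplitude of $\Phi_r$ in the even sector (diagonal blocks) or in a two-odd sector (off-diagonal blocks). So the entries are bounded, and along a subsequence realizing $\liminf m(\varphi_r)$ we may assume $A_r\to A$. The limit $\frac1{\sqrt5}e^{q_A}|0\rangle$ is a pure lift of $\psi_*$. By Lemma 7 its two-odd weight is at least $\frac{36}5$, so $\liminf m(\varphi_r)\ge\frac{36}5$.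

**Step 3: the error bound.** Since $6.6<\frac{36}5=7.2$, there is $\eta>0$ with $m(\varphi)>6.6$ whenever $|\langle\varphi|\psi_*\rangle|^2>1-\eta$. If the average fidelity of a protocol is at least $1-\varepsilon$, the branches with fidelity at most $1-\eta$ have total weight at most $\varepsilon/\eta$. By (17),
$$6\ge6.6\,(1-\varepsilon/\eta),\qquad\text{that is,}\qquad\varepsilon\ge\eta/11 .$$
Here $\eta$ depends on $\psi_*$ only, so the bound holds for all circle graphs of all sizes and all separable maps. This proves Theorem B. $\square$
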